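\title{Fully local quantum states whose copies are genuinely multipartite nonlocal}

\begin{abstract}
For every $N\ge 3$ we construct an entangled $N$-partite state that admits a fully local model for all local POVMs, while finitely many copies of it, measured locally, produce correlations that are genuinely multipartite nonlocal in the sense of Svetlichny. The state is a locally flagged mixture of two-qubit isotropic states of visibility $5/12$ placed on the edges of a star. The proof plays a coset-matching game on every edge of a graph and derives from hypercontractivity a nonlinear inequality obeyed by all mixtures of models that are local across some bipartition. The same method classifies flagged networks of isotropic states, gives a GHZ-fidelity criterion with sharp threshold $1/d$, and yields a genuinely multipartite entangled example.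
\end{abstract}

\section{The question and the answer}\label{sec:intro}

\subsection{Behaviors and their models}

All Hilbert spaces are finite-dimensional. We write $V=\{1,\dots,N\}$ for the set of parties, $I$ for the identity, $[v]=|v\rangle\langle v|$, and $\Phi_d=[\Phi_d]$ with $|\Phi_d\rangle=d^{-1/2}\sum_{i=0}^{d-1}|ii\rangle$.

Let $\rho$ be a state on $\mathcal H_1\otimes\cdots\otimes\mathcal H_N$. Party $i$ receives an input $x_i$ from a finite set, performs a POVM $\{M^{(i)}_{a_i|x_i}\}_{a_i}$ on $\mathcal H_i$ (finitely many positive operators that sum to $I$), and announces the outcome $a_i$. With $a=(a_1,\dots,a_N)$ and $x=(x_1,\dots,x_N)$, the statistics are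
\begin{equation}\label{eq:behavior}
P(a|x)=\operatorname{Tr}\Big[\rho\,\bigotimes_{i=1}^N M^{(i)}_{a_i|x_i}\Big].
\end{equation}
Any conditional distribution $P(a|x)$ on finite alphabets is called a \emph{behavior}. It is \emph{fully local} if
\[
P(a|x)=\int d\mu(\lambda)\prod_{i=1}^N P_i(a_i|x_i,\lambda)
\]
for a probability measure $\mu$ and response functions $P_i$: shared randomness explains all correlations. The state $\rho$ is \emph{fully local} (for $N=2$, \emph{local}) if the behavior \eqref{eq:behavior} is fully local for every choice of POVMs.

A \emph{bipartition} or \emph{cut} $M|\bar M$ is an unordered pair of nonempty complementary subsets of $V$. A behavior is \emph{local across} $M|\bar M$ if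
\begin{equation}\label{eq:cutlocal}
P(a|x)=\int d\mu_M(\lambda)\,P_M(a_M|x_M,\lambda)\,P_{\bar M}(a_{\bar M}|x_{\bar M},\lambda).
\end{equation}
We call a behavior \emph{hybrid} if it is a convex combination, over bipartitions, of behaviors of the form \eqref{eq:cutlocal}, and \emph{genuinely multipartite nonlocal} (GMNL) otherwise. As in Svetlichny's definition, $P_M$ and $P_{\bar M}$ are arbitrary conditional distributions: inside a group every output may depend on every input. Any restriction on $P_M$ and $P_{\bar M}$ shrinks the hybrid set, so a behavior that is GMNL in this sense remains so for more restrictive definitions. For $N=2$, hybrid means local and GMNL means Bell nonlocal.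

A state $\rho$ is \emph{many-copy GMNL} if for some $k$ the state $\rho^{\otimes k}$ yields a GMNL behavior, each party measuring its $k$ subsystems jointly.

The parallel notions for states are as follows. A state is \emph{separable across} $M|\bar M$ if it is a mixture of states $\rho^M\otimes\rho^{\bar M}$; \emph{biseparable} if it is a mixture of states each separable across some cut; \emph{genuinely multipartite entangled} (GME) if it is not biseparable; and \emph{entangled} if it is not a mixture of products of $N$ single-party states.

\subsection{The question}

GMNL can be superactivated in the many-copy regime starting from $N$-partite states that feature only two-party entanglement \cite{MCSB}. Such states admit an $(N-1)$-local model, in which two parties are joined and the other $N-2$ are separated. The weakest possible resource would be an entangled state with a fully local model, and the following question is posed in \cite{MCSB}.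

\begin{quote}
\emph{Are there $N\ge3$ and an entangled $N$-partite state that is fully local for all local POVMs and yet many-copy GMNL?}
\end{quote}

One obstruction is immediate.

\begin{lemma}\label{lem:sepcut}
A state that is separable across a fixed cut $M|\bar M$ is not many-copy GMNL.
\end{lemma}

\begin{proof}
The state $\rho^{\otimes k}$ is again of the form $\sum_r p_r\,\rho_r^M\otimes\rho_r^{\bar M}$, and inserting this in \eqref{eq:behavior} gives \eqref{eq:cutlocal} with $\lambda=r$.
\end{proof}

So a many-copy GMNL state is entangled across every cut. Two weaker properties do not obviously survive tensor powers. A biseparable state yields only hybrid behaviors, by the same argument applied term by term; but if one mixes a state entangled between parties $1,2$ with a state entangled between parties $1,3$, then two copies contain a term with both links. And a local model of $\rho$ extends to $\rho^{\otimes k}$ for measurements that are products over the copies, but says nothing about joint ones. There is thus room for a positive answer. A quantitative consideration points the other way. A local entangled state is noisy, so the fidelity of $k$ copies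 with a maximally entangled state decays exponentially; a network that links $N$ parties multiplies at least $N-1$ such small factors, while a hybrid model may merge $N-1$ parties and reproduce whatever it likes among them. Section~\ref{sec:three} makes this difficulty precise. The answer is nevertheless yes.

\begin{theorem}\label{thm:main}
Let $N\ge3$, let $\sigma=\frac5{12}\Phi_2+\frac7{12}\frac I4$, and let each party hold a flag $\mathbb C^{N-1}$, with basis $|2\rangle,\dots,|N\rangle$, and a qubit. Define
\[
\rho_N=\frac1{N-1}\sum_{j=2}^N\,[j]^{\otimes N}_{\mathrm{flags}}\otimes\sigma_{1j}\otimes\bigotimes_{i\ne1,j}[0]_i ,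
\]
where $\sigma_{1j}$ is $\sigma$ on the qubits of parties $1$ and $j$. Then $\rho_N$ is entangled, admits a fully local model for all local POVMs, and is many-copy GMNL.
\end{theorem}

Section~\ref{sec:flags} proves full locality and reduces the rest to Proposition~\ref{prop:network}, a criterion for flagged networks on connected graphs. Its proof has three steps: a two-party game whose local value is of order $1/m$ and which noisy entanglement wins with probability $m^{-\gamma}$, $\gamma<1$, up to logarithms (Section~\ref{sec:game}); an inequality for hybrid behaviors when the game is played on all edges at once (Section~\ref{sec:ineq}); and its violation (Section~\ref{sec:violation}, which also contains a GME example). Section~\ref{sec:class} classifies flagged networks of isotropic states, and Section~\ref{sec:ghz} gives a criterion in terms of the GHZ fidelity.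

\section{Flagged networks and full locality}\label{sec:flags}

\subsection{Flags}

A flag is a classical label of which every party holds a copy. It lets us mix states without losing track of the component.

\begin{lemma}\label{lem:flags}
Let $\rho=\sum_f\pi_f\,[f]^{\otimes N}\otimes\rho_f$ with orthonormal flag vectors $|f\rangle$, $\pi_f>0$ and $\sum_f\pi_f=1$.
\begin{enumerate}
\item[(a)] If every $\rho_f$ is fully local, so is $\rho$.
\item[(b)] If $\rho$ is separable across $M|\bar M$, or biseparable, then so is every $\rho_f$.
\end{enumerate}
\end{lemma}

\begin{proof}
(a) For a POVM $\{M_a\}$ of one party, the operators $(\langle f|\otimes I)M_a(|f\rangle\otimes I)$ form a POVM on the unflagged system. The behavior of $\rho$ is $\sum_f\pi_fP_f$, where $P_f$ is the behavior of $\rho_f$ under these induced POVMs. Each $P_f$ is fully local; adjoin $f$ to the hidden variable.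

(b) The operator $A=\bigotimes_i(\langle f|\otimes I)$ satisfies $A\rho A^\dagger=\pi_f\rho_f$, and it maps a vector that is a product across a cut to a product vector or to zero.
\end{proof}

Let $E'$ be a finite set of edges on $V$, and for $e\in E'$ let $\sigma_e$ be a state of the two endpoints of $e$ on $\mathbb C^{d_e}\otimes\mathbb C^{d_e}$. Each party holds a flag with basis $\{|e\rangle\}_{e\in E'}$ and a system large enough to contain every $\mathbb C^{d_e}$ as the span of its first basis vectors. The \emph{flagged network state} is
\begin{equation}\label{eq:network}
\rho=\sum_{e\in E'}\pi_e\,[e]^{\otimes N}_{\mathrm{flags}}\otimes\sigma_e\otimes[0]_{\mathrm{rest}},\qquad \pi_e>0,\quad\sum_{e}\pi_e=1 .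
\end{equation}
The state $\rho_N$ is the case of the star with center $1$ and $\sigma_e=\sigma$.

\begin{corollary}\label{cor:netlocal}
If every $\sigma_e$ is local for all POVMs, the state \eqref{eq:network} is fully local for all POVMs.
\end{corollary}

\begin{proof}
The state $\sigma_e\otimes[0]_{\mathrm{rest}}$ is fully local: the endpoints compress their POVMs to $\mathbb C^{d_e}$ and use the model of $\sigma_e$, and every other party outputs $a$ with probability $\langle0|M_a|0\rangle$. Apply Lemma~\ref{lem:flags}(a).
\end{proof}

\subsection{A local model for visibility $5/12$}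

For a vector $|\alpha\rangle$ let $|\bar\alpha\rangle$ be its complex conjugate in the standard basis. Expanding in that basis gives
\begin{equation}\label{eq:phi}
\operatorname{Tr}_1\big[([\alpha]\otimes I)\Phi_d\big]=\tfrac1d[\bar\alpha],\qquad\text{hence}\qquad\langle\Phi_d|[\alpha]\otimes[\beta]|\Phi_d\rangle=\tfrac1d|\langle\bar\alpha|\beta\rangle|^2 .
\end{equation}
The following fact is due to Barrett \cite{Barrett}; we include a proof.

\begin{lemma}\label{lem:barrett}
The state $\sigma=\frac5{12}\Phi_2+\frac7{12}\frac I4$ is local for all POVMs.
\end{lemma}

\begin{proof}
Call the parties Alice and Bob. The hidden variable is a Haar-random pure qubit state $|\lambda\rangle$, and Bob answers as if he held it: $P(b|\lambda)=\langle\lambda|B_b|\lambda\rangle$ for his POVM $\{B_b\}$. Diagonalizing each of Alice's POVM elements refines her POVM to rank-one elements, and summing response probabilities undoes the refinement. So let her elements be $\xi_a[a]$ with unit vectors $|a\rangle$ and $\sum_a\xi_a[a]=I$; the trace gives $\sum_a\xi_a=2$ and conjugation gives $\sum_a\xi_a[\bar a]=I$. The model reproduces $\operatorname{Tr}[(\xi_a[a]\otimes B_b)\sigma]$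 for all $B_b$ if
\begin{equation}\label{eq:steer}
\int d\lambda\,P(a|\lambda)\,[\lambda]=\operatorname{Tr}_1\big[(\xi_a[a]\otimes I)\sigma\big]=\xi_a\Big(\tfrac5{24}[\bar a]+\tfrac7{48}I\Big),
\end{equation}
where the last step uses \eqref{eq:phi}.

Put $t_a=|\langle\bar a|\lambda\rangle|^2$. It equals $(1+\cos\vartheta)/2$, with $\vartheta$ the angle between the Bloch vectors, so it is uniform on $[0,1]$. Invariance of the Haar measure under rotations about $|\bar a\rangle$ removes off-diagonal terms, so for bounded measurable $\phi$
\begin{equation}\label{eq:haar}
\int d\lambda\,\phi(t_a)[\lambda]=\Big(\int_0^1\phi(t)\,t\,dt\Big)[\bar a]+\Big(\int_0^1\phi(t)(1-t)\,dt\Big)(I-[\bar a]).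
\end{equation}
The naive response $\xi_at_a$ gives $\xi_a(\frac16[\bar a]+\frac16I)$, which corresponds to visibility $1/3$ only. To correlate more strongly with Bob, Alice accepts the proposal $a$ only when $t_a\ge\frac12$, and otherwise draws an outcome with probability $\xi_a/2$:
\[
P(a|\lambda)=\xi_at_a\mathbf 1[t_a\ge\tfrac12]+\tfrac{\xi_a}2(1-R),\qquad R=\sum_{a'}\xi_{a'}t_{a'}\mathbf 1[t_{a'}\ge\tfrac12].
\]
Since $R\le\sum_{a'}\xi_{a'}t_{a'}=\langle\lambda|I|\lambda\rangle=1$, the numbers $P(a|\lambda)$ are nonnegative, and they sum to $R+(1-R)=1$. With $\int_{1/2}^1t^2\,dt=\frac7{24}$ and $\int_{1/2}^1t(1-t)\,dt=\frac1{12}$, formula \eqref{eq:haar} gives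
\[
\int d\lambda\,t_a\mathbf 1[t_a\ge\tfrac12]\,[\lambda]=\tfrac7{24}[\bar a]+\tfrac1{12}(I-[\bar a])=\tfrac5{24}[\bar a]+\tfrac1{12}I .
\]
Multiplying by $\xi_a$ and summing, $\int d\lambda\,R\,[\lambda]=\frac5{24}I+\frac2{12}I=\frac38I$. As $\int d\lambda\,[\lambda]=\frac12I$,
\[
\int d\lambda\,P(a|\lambda)[\lambda]=\xi_a\Big(\tfrac5{24}[\bar a]+\tfrac1{12}I+\tfrac12\big(\tfrac12-\tfrac38\big)I\Big),
\]
and $\frac1{12}+\frac1{16}=\frac7{48}$ proves \eqref{eq:steer}.
\end{proof}

\subsection{Reduction to a network criterion}

By \eqref{eq:phi}, a separable state on $\mathbb C^d\otimes\mathbb C^d$ has fidelity at most $1/d$ with $\Phi_d$. The next proposition says that any excess over this value on the edges of a connected graph can be amplified to GMNL.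

\begin{proposition}\label{prop:network}
Let $(V,E)$ be a connected graph on $V=\{1,\dots,N\}$, $N\ge2$, let $E'\supseteq E$ be a finite set of edges on $V$, and let $\rho$ be a flagged network state \eqref{eq:network} with $d_e\ge2$. If $\sigma_e\ge F_e\Phi_{d_e}$ with $F_e>1/d_e$ for each $e\in E$, then $\rho$ is many-copy GMNL.
\end{proposition}

\begin{proof}[Proof of Theorem~\ref{thm:main}, given Proposition~\ref{prop:network}]
Full locality is Lemma~\ref{lem:barrett} with Corollary~\ref{cor:netlocal}. Since $\frac5{12}+\frac7{48}=\frac9{16}$, we have $\sigma=\frac9{16}\Phi_2+\frac7{48}(I-\Phi_2)\ge\frac9{16}\Phi_2$ with $\frac9{16}>\frac12$, so Proposition~\ref{prop:network} applies with $E=E'$ the star. Finally, $\rho_N$ is entangled by Lemma~\ref{lem:sepcut}.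
\end{proof}

\section{A coset game for two parties}\label{sec:game}

If $\sigma\ge F\Phi_d$, then writing $\sigma=F\Phi_d+(\text{positive})$ and expanding gives $\sigma^{\otimes k}\ge F^k\Phi_d^{\otimes k}$, and $\Phi_d^{\otimes k}=\Phi_n$ with $n=d^k$ in the product basis. A game won with probability $q_0$ on $\Phi_n$ is therefore won with probability at least $F^kq_0$ on $\sigma^{\otimes k}$. To exploit an arbitrary $F>1/d$ we need a game whose local value is about $1/n=d^{-k}$ times $q_0$, up to factors subexponential in $k$. This section constructs one.

\subsection{Two tools}

A \emph{deterministic strategy for the cut} $M|\bar M$ is a behavior given by two maps $x_M\mapsto a_M$ and $x_{\bar M}\mapsto a_{\bar M}$.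

\begin{lemma}\label{lem:det}
For fixed finite alphabets, the hybrid behaviors form the convex hull of the finitely many deterministic strategies for the various cuts. In particular they form a compact convex set.
\end{lemma}

\begin{proof}
Any conditional distribution is a mixture of maps $\varphi$ from inputs to outputs:
$p(a|x)=\sum_\varphi\big[\prod_{x'}p(\varphi(x')|x')\big]\mathbf 1[\varphi(x)=a]$. Apply this to $P_M(\cdot|\cdot,\lambda)$ and $P_{\bar M}(\cdot|\cdot,\lambda)$ in \eqref{eq:cutlocal} and integrate the weights over $\lambda$.
\end{proof}

For $0\le\varepsilon\le1$, an \emph{$\varepsilon$-noise vector} is a random $z\in\mathbb F_2^D$ with independent coordinates and $\Pr[z_i=1]=\frac{1-\varepsilon}2$, so that $\mathbb E(-1)^{z_i}=\varepsilon$. The noise operator on real functions on $\mathbb F_2^D$ is $T_\varepsilon g(u)=\mathbb E_z\,g(u+z)$. The characters $u\mapsto(-1)^{s\cdot u}$ are an orthonormal eigenbasis with eigenvalues $\varepsilon^{|s|}$, where $|s|$ is the Hamming weight; hence $T_\varepsilon$ is self-adjoint and $T_\varepsilon=T_{\sqrt\varepsilon}T_{\sqrt\varepsilon}$. With $\|f\|_p=(\mathbb E_u|f(u)|^p)^{1/p}$ for uniform $u$, the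 hypercontractive inequality of Bonami (1970) and Beckner (1975), see \cite[Ch.~9--10]{ODonnell}, states that $\|T_{\sqrt\varepsilon}f\|_2\le\|f\|_{1+\varepsilon}$ in every dimension $D$. By the Cauchy--Schwarz inequality,
\begin{equation}\label{eq:hyper}
\mathbb E_u[f\,T_\varepsilon g]=\mathbb E_u\big[T_{\sqrt\varepsilon}f\;T_{\sqrt\varepsilon}g\big]\le\|f\|_{1+\varepsilon}\|g\|_{1+\varepsilon}.
\end{equation}
For indicators this reads $\Pr[u\in A,\,u+z\in B]\le(\Pr[A]\Pr[B])^{1/(1+\varepsilon)}$: for small $\varepsilon$, the points $u$ and $u+z$ are almost independent, even as seen by very small sets.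

\subsection{The game and its local value}

Let $m=2^l$, index coordinates by $i\in\mathbb F_2^l$, and let $C=\mathbb F_2^m$. The Hadamard code $H=\{(h\cdot i)_i:h\in\mathbb F_2^l\}$ is a subgroup of $C$ with $m$ elements, and each nonzero element has weight $m/2$, because a nonzero linear form on $\mathbb F_2^l$ vanishes on half of the points. Fix $0<\varepsilon<1$ and put
\[
\theta=\frac1{1+\varepsilon},\qquad\beta=m^{1-2\theta}.
\]

In the \emph{coset game} the referee draws $u\in C$ uniformly and an independent $\varepsilon$-noise vector $z\in C$. Alice receives the coset $u+H$, Bob the coset $u+z+H$, and they answer $a,b\in C\cup\{\perp\}$. They win if $a\in u+H$, $b\in u+z+H$ and $a+b=z$. Each of Bob's $m$ valid answers is matched by exactly one answer of Alice, so a uniform guess by Alice wins with probability $1/m$. The predicate involves $z$, which the referee keeps; the winning probability is still a linear function of the behavior. Since $u+z$ is uniform and independent of $z$, the game is symmetric in the two players.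

All upper bounds in this paper come from one estimate.

\begin{lemma}\label{lem:coset}
Let $c\ge1$ and let $f,g:C^c\to\{0,1\}$ each take the value $1$ at most once on every coset of $H^c$. Let $s$ and $t$ be the fractions of cosets on which $f$ and $g$, respectively, take the value $1$. If $X\in C^c=\mathbb F_2^{mc}$ is uniform and $Z$ is an independent $\varepsilon$-noise vector, then
\[
\mathbb E_{X,Z}\sum_{h\in H^c}f(X+h)\,g(X+Z+h)\le\beta^c(st)^\theta .
\]
\end{lemma}

\begin{proof}
For each $h$, the vector $X+h$ is uniform and independent of $Z$, so each of the $m^c$ terms equals $\mathbb E[f\,T_\varepsilon g]$. Cosets of $H^c$ have $m^c$ elements, so $\mathbb Ef=sm^{-c}$ and $\mathbb Eg=tm^{-c}$. For $\{0,1\}$-valued $f$ we have $\|f\|_{1+\varepsilon}=(\mathbb Ef)^\theta$, and \eqref{eq:hyper} bounds the sum by $m^c(m^{-2c}st)^\theta=\beta^c(st)^\theta$.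
\end{proof}

Consider a deterministic strategy in the coset game. Let $f(X)=1$ if Alice answers $X$ on input $X+H$, and $g(Y)=1$ if Bob answers $Y$ on input $Y+H$. The players win if and only if $a=u+h$ and $b=u+z+h$ for some, necessarily unique, $h\in H$, so the indicator of winning is $\sum_hf(u+h)g(u+z+h)$. By Lemmas~\ref{lem:coset} and~\ref{lem:det}, every local behavior wins with probability at most $\beta$.

\subsection{The quantum strategy}

Let $n\ge m$, identify $\mathbb F_2^l$ with the first $m$ basis vectors of $\mathbb C^n$, and let $Q$ be the projector onto their span. For $a\in C$ put $|v_a\rangle=m^{-1/2}\sum_i(-1)^{a_i}|i\rangle$. Then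
\begin{equation}\label{eq:inner}
\langle v_a|v_b\rangle=1-\frac{2|a+b|}m .
\end{equation}
Two distinct elements of a coset $x$ differ by a word of weight $m/2$, so $\{v_a\}_{a\in x}$ is an orthonormal basis of the range of $Q$; this is the reason for choosing $H$. Thus
\[
\mathcal M_x=\{[v_a]\}_{a\in x}\cup\{I-Q\}
\]
is a measurement, whose last outcome is reported as $\perp$. For $m=4$, for instance, $H=\{0000,0101,0011,0110\}$, and the coset $0111+H=\{0111,0010,0100,0001\}$ gives the orthogonal sign patterns $({+}{-}{-}{-})$, $({+}{+}{-}{+})$, $({+}{-}{+}{+})$, $({+}{+}{+}{-})$.

\begin{lemma}\label{lem:quantum}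
Let $\sigma\ge F\Phi_d$ on $\mathbb C^d\otimes\mathbb C^d$ with $d\ge2$, $F>0$, let $k$ be minimal with $n:=d^k\ge m$, and let $\gamma=\ln(1/F)/\ln d$. If both players apply $\mathcal M_x$ to their halves of $\sigma^{\otimes k}$ on input $x$, they win with probability $q$, where
\begin{equation}\label{eq:qlower}
q\ge F^k\,\frac mn\,\varepsilon^2\ge\frac Fd\,\varepsilon^2m^{-\gamma}.
\end{equation}
\end{lemma}

\begin{proof}
The vectors $v_a$ are real, so on $\Phi_n$ the outcome $(a,b)$ has probability $\frac1n(1-2|a+b|/m)^2$ by \eqref{eq:phi} and \eqref{eq:inner}. Given $u$ and $z$, the winning pairs are the $m$ pairs $(a,a+z)$ with $a\in u+H$. Hence the winning probability on $\Phi_n$ is $\frac mn\mathbb E_z(1-2|z|/m)^2$, which is at least $\frac mn\varepsilon^2$ by Jensen's inequality, since $1-2|z|/m=\frac1m\sum_i(-1)^{z_i}$ has mean $\varepsilon$. Now use $\sigma^{\otimes k}\ge F^k\Phi_n$. For the second inequality, minimality of $k$ gives $d^{k-1}<m$, so $m/n>1/d$ and $k<1+\ln m/\ln d$; as $F\le1$, $F^k\ge F\cdot F^{\ln m/\ln d}=Fm^{-\gamma}$.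
\end{proof}

\subsection{The noise level}\label{sec:eps}

Small $\varepsilon$ brings $\beta=m^{-1}m^{2\varepsilon\theta}$ close to the guessing value $1/m$ and costs the quantum players a factor $\varepsilon^2$. The choice $\varepsilon=2/\ln m$, which is less than $1$ for $m\ge8$, makes $m^\varepsilon=e^2$ constant at logarithmic cost. With this choice, and since $\theta\le1$,
\begin{equation}\label{eq:beta}
\beta\le m^{-1}m^{2\varepsilon}=\frac{e^4}m .
\end{equation}
If $F>1/d$, then $\gamma<1$, and the lower bound in \eqref{eq:qlower} gives
\begin{equation}\label{eq:mq}
mq\ge\frac{4F}d\,\frac{m^{1-\gamma}}{(\ln m)^2}\longrightarrow\infty\qquad(m\to\infty).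
\end{equation}
This is the only place where the hypothesis $F>1/d$ enters. Together, \eqref{eq:beta} and \eqref{eq:mq} give $\beta/q\to0$, so $\sigma^{\otimes k}$ is Bell nonlocal for large $m$. Finally, since $1-\theta=\varepsilon\theta\le\varepsilon$,
\begin{equation}\label{eq:power}
q^\theta=q\cdot q^{-(1-\theta)}\le q\,m^{\varepsilon}=e^2q\qquad\text{whenever }1/m\le q\le1 .
\end{equation}

\section{An inequality for hybrid behaviors}\label{sec:ineq}

\subsection{The network game}

Let $(V,E)$ be a connected graph. Party $i$ receives a coset $x_{i,e}\in C/H$ and answers $a_{i,e}\in C\cup\{\perp\}$ for each edge $e\in E$ containing $i$. For $S\subseteq E$ let $D_S$ be the following distribution of questions, independent over the edges $e=(i,j)$. If $e\in S$, the coset game is played: $u_e$ is uniform, $z_e$ is an $\varepsilon$-noise vector, $x_{i,e}=u_e+H$ and $x_{j,e}=u_e+z_e+H$. By the symmetry of the game, edges may be oriented at will. If $e\notin S$, the cosets $x_{i,e}$ and $x_{j,e}$ are independent and uniform. An edge $e=(i,j)\in S$ is \emph{won} if $a_{i,e}\in x_{i,e}$, $a_{j,e}\in x_{j,e}$ and $a_{i,e}+a_{j,e}=z_e$. Let $w_S(P)$ be the probability,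 with questions drawn from $D_S$ and answers from $P$, that all edges of $S$ are won; $w_\emptyset=1$. Each $w_S$ is linear in $P$ and takes values in $[0,1]$.

\subsection{Three parties}\label{sec:three}

Take the star with edges $12$ and $13$ and $\varepsilon=2/\ln m$. If each edge carries the state and measurements of Lemma~\ref{lem:quantum}, then $w_{\{12\}}=w_{\{13\}}=q$ and $w_E=q^2$. We first see what hybrid models can do.

\begin{example}\label{ex:merge}
A group that contains both endpoints of an edge wins it almost surely. It knows the sum $z+H$ of the two cosets, takes an element $\hat z$ of least weight in it, and answers $a$ and $a+\hat z$ with $a$ in the first coset. It fails only if $|z+h|\le|z|$ for some nonzero $h\in H$. Now $|z+h|-|z|=\sum_{i:h_i=1}(-1)^{z_i}$ is a sum of $m/2$ independent signs of mean $\varepsilon$, so by Hoeffding's inequality and a union bound the failure probability is at most $\delta_m=m\exp(-m\varepsilon^2/4)=m\exp(-m/(\ln m)^2)\to0$.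
\end{example}

Two natural tests therefore fail. First, winning each edge more often than $\beta$ certifies nothing: merging $\{1,2\}$ or $\{1,3\}$ with probability $\frac12$ each gives $w_{\{12\}},w_{\{13\}}\ge(1-\delta_m)/2$. Second, the maximum of $w_E$ over hybrid behaviors is at least $(1-\delta_m)/m$: merge $\{1,2\}$ and let party $3$ guess uniformly. For $F=\frac9{16}$ and $d=2$ the guarantee \eqref{eq:qlower} for $q^2$ is of order $\varepsilon^4m^{-2\gamma}$ with $2\gamma=\log_2(256/81)>1$, which is smaller than $1/m$.

The last hybrid strategy does betray itself, however: it wins edge $12$ with probability near $1$, whereas the quantum behavior wins it with the small probability $q$. So one should bound $w_E$ in terms of $w_{\{12\}}$ and $w_{\{13\}}$. Consider a deterministic strategy for the cut $\{1,2\}|\{3\}$ and fix $(u_{12},z_{12})$. Let $f(X)=1$ if, when party $1$ receives $X+H$ on edge $13$, the group wins edge $12$ and answers $X$ on edge $13$; let $g(Y)=1$ if party $3$ answers $Y$ on input $Y+H$. Lemma~\ref{lem:coset} with $c=1$, $t\le1$ bounds the probability of winning both edges by $\beta s^\theta$, and $s$ is at most the probability of winning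 edge $12$ when the input on edge $13$ is uniform. Averaging over $(u_{12},z_{12})$ and using concavity of $s\mapsto s^\theta$ gives $w_E\le\beta\,w_{\{12\}}^\theta$. The cut $\{1,3\}|\{2\}$ is symmetric, and the cut $\{1\}|\{2,3\}$ gives $\beta^2$ with $c=2$. We shall see that mixtures satisfy the sum of the three bounds:
\[
w_E\le\beta^2+\beta\,w_{\{12\}}^\theta+\beta\,w_{\{13\}}^\theta .
\]
For the quantum behavior the left side is $q^2$ and, by \eqref{eq:power}, the right side is at most $q^2\big((\beta/q)^2+2e^2\beta/q\big)$ once $q\ge 1/m$. The inequality is violated as soon as $\beta/q$ is small. The comparison is now between $q$ and $\beta$, edge by edge, and no longer between $q^2$ and $\beta$.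

\subsection{The general inequality}

For a cut $M|\bar M$ let $S_M\subseteq E$ be the set of edges with both endpoints on the same side, and let $c_M=|E\setminus S_M|$ be the number of crossing edges. Connectedness gives $c_M\ge1$. The new feature is that both groups may have internal edges. Lemma~\ref{lem:coset} then produces a product of two success probabilities, and this product is the probability of an event precisely when the crossing questions are independent; this is why $D_S$ is defined as it is.

\begin{lemma}\label{lem:onecut}
If $P$ is a deterministic strategy for $M|\bar M$, then $w_E(P)\le\beta^{c_M}\,w_{S_M}(P)^\theta$.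
\end{lemma}

\begin{proof}
Write $S=S_M$, $c=c_M$, and orient the crossing edges from $M$ to $\bar M$. Condition on $(u_e,z_e)_{e\in S}$, whose law is the same under $D_E$ and $D_S$. This fixes all inputs on internal edges, so the answers of $M$ depend only on its $c$ crossing inputs, and likewise for $\bar M$. For $X=(X_e)_{e\notin S}\in C^c$ let $f(X)=1$ if, when the crossing inputs of $M$ are the cosets $X_e+H$, all edges inside $M$ are won and the answer of $M$ on each crossing edge $e$ is $X_e$; otherwise $f(X)=0$. Define $g$ in the same way for $\bar M$. All points of a coset of $H^c$ give the same inputs, hence the same answers, so $f$ equals $1$ at most once on each coset, and only on cosets for which all edges inside $M$ are won. The fraction $s$ in Lemma~\ref{lem:coset} is thus at most $s_M$, the probability that all edges inside $M$ are won when the crossing inputs of $M$ are uniform. Likewise $t\le s_{\bar M}$.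

Under $D_E$ put $X=(u_e)_{e\notin S}$ and $Z=(z_e)_{e\notin S}$. All edges are won if and only if the internal edges are won and there is $h\in H^c$, necessarily unique, such that $M$ answers $X+h$ and $\bar M$ answers $X+Z+h$ on the crossing edges. The indicator of this event is $\sum_hf(X+h)g(X+Z+h)$, so its conditional probability is at most $\beta^c(s_Ms_{\bar M})^\theta$.

Under $D_S$ the crossing inputs of $M$ and of $\bar M$ are uniform and independent, so $s_Ms_{\bar M}$ is the conditional probability that all edges of $S$ are won, and its mean over $(u_e,z_e)_{e\in S}$ is $w_S(P)$. Jensen's inequality for the concave function $y\mapsto y^\theta$ concludes.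
\end{proof}

\begin{lemma}\label{lem:ineq}
Every hybrid behavior satisfies
\begin{equation}\label{eq:ineq}
w_E(P)\le\sum_{M|\bar M}\beta^{c_M}\,w_{S_M}(P)^\theta ,
\end{equation}
the sum running over all bipartitions.
\end{lemma}

\begin{proof}
By Lemma~\ref{lem:det}, $P=\sum_rp_rP_r$ with each $P_r$ a deterministic strategy for a cut $M_r|\bar M_r$. Fix a cut $M|\bar M$, let $\sum'$ run over the $r$ assigned to it, and let $p=\sum'p_r\le1$; assume $p>0$. By concavity, and then because $p^{1-\theta}\le1$ and $w_{S_M}\ge0$,
\[
{\sum}'p_r\,w_{S_M}(P_r)^\theta\le p\Big(\frac1p{\sum}'p_r\,w_{S_M}(P_r)\Big)^\theta\le\Big({\sum}'p_r\,w_{S_M}(P_r)\Big)^\theta\le w_{S_M}(P)^\theta .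
\]
Now sum the bounds of Lemma~\ref{lem:onecut} with weights $p_r$, using the linearity of $w_E$.
\end{proof}

For a disconnected graph some cut has $c_M=0$ and contributes the term $w_E(P)^\theta\ge w_E(P)$, so that \eqref{eq:ineq} carries no information.

\section{Violation by many copies}\label{sec:violation}

\subsection{Proof of Proposition~\ref{prop:network}}

Let $m=2^l\ge8$, $\varepsilon=2/\ln m$, and for $e\in E$ let $k_e$ be minimal with $d_e^{k_e}\ge m$.

\emph{Measurements on $\rho^{\otimes K}$.} Each party first measures its $K$ flags; all parties obtain the same string, with independent letters of law $(\pi_e)$. Call the string \emph{good} if every $e\in E$ occurs at least $k_e$ times, and let $\alpha_K$ be the probability of a good string. Since $\pi_e>0$ and $E$ is finite, $\alpha_K\to1$ as $K\to\infty$ for fixed $m$. If the string is not good, every party answers $\perp$ on every edge. If it is good, then for each $e\in E$ the endpoints select the first $k_e$ copies flagged $e$, which are in the state $\sigma_e^{\otimes k_e}$, and endpoint $i$ applies $\mathcal M_{x_{i,e}}$ to its half. Different edges use different copies, so for each input this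 is a single POVM per party. Copies with flags in $E'\setminus E$ are ignored. Let $P$ be the resulting behavior.

\emph{Values of $w_S$.} Let $q_e$ be the probability of winning the coset game with $\sigma_e^{\otimes k_e}$ and the measurements $\mathcal M_x$; it depends on $m$ but not on $K$. Given a good string, the state is a product over edges, the answers on $e$ depend only on the inputs on $e$, and the questions are independent over edges. So $w_S(P)=\alpha_K\prod_{e\in S}q_e$ for $S\ne\emptyset$, and for all $S\subseteq E$
\begin{equation}\label{eq:values}
w_E(P)=\alpha_K\prod_{e\in E}q_e,\qquad w_S(P)\le\prod_{e\in S}q_e .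
\end{equation}

\emph{Comparison.} By Lemma~\ref{lem:quantum}, \eqref{eq:beta} and \eqref{eq:mq}, for large $m$ we have $q_e\ge1/m$ for all $e\in E$, and $\beta/q_e\to0$. By \eqref{eq:values} and \eqref{eq:power}, the right side of \eqref{eq:ineq} is at most
\[
\sum_{M|\bar M}\beta^{c_M}\prod_{e\in S_M}e^2q_e=\Big(\prod_{e\in E}q_e\Big)\Sigma_m,\qquad\Sigma_m=\sum_{M|\bar M}e^{2|S_M|}\prod_{e\in E\setminus S_M}\frac\beta{q_e}.
\]
The number of cuts and the factors $e^{2|S_M|}$ do not depend on $m$, and by connectedness each product has at least one factor, so $\Sigma_m\to0$. Fix $m$ with $\Sigma_m<\frac12$, then $K$ with $\alpha_K\ge\frac12$. Then $w_E(P)\ge\frac12\prod_eq_e$ strictly exceeds the right side of \eqref{eq:ineq}, and $P$ is GMNL by Lemma~\ref{lem:ineq}. This proves Proposition~\ref{prop:network}, and with it Theorem~\ref{thm:main}.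

\subsection{A genuinely multipartite entangled example}

The state $\rho_N$ is biseparable: its $j$th term is a product across $\{i\}|V\setminus\{i\}$ for any $i\ne1,j$. A flagged admixture removes this feature and keeps the other two properties.

\begin{corollary}\label{cor:gme}
For every $N\ge3$ there is a genuinely multipartite entangled state that is fully local for all POVMs and many-copy GMNL.
\end{corollary}

\begin{proof}
By \cite{BFFHB}, for every $N$ there is a GME state $\tau$ with a fully local model for all non-sequential local measurements. Embed the local spaces of $\rho_N$ and $\tau$ in a common space, give each party one extra flag, and let $0<\eta<1$ and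
\[
\rho'=(1-\eta)\,[0]^{\otimes N}\otimes\rho_N+\eta\,[1]^{\otimes N}\otimes\tau .
\]
By Lemma~\ref{lem:flags}, $\rho'$ is fully local, and it is not biseparable because $\tau$ is not. On $K$ copies the parties read the extra flags, discard the copies marked $1$, and read the edge flags of the others. Each copy then carries, independently, the label $e$ with probability $(1-\eta)/(N-1)>0$ for each edge $e$ of the star, or the label ``discarded''. With good strings defined as before, $\alpha_K\to1$ and \eqref{eq:values} holds, so the comparison above applies unchanged.
\end{proof}

\section{Classification of flagged networks}\label{sec:class}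

Proposition~\ref{prop:network} assumes an operator inequality $\sigma_e\ge F_e\Phi_{d_e}$, which is stronger than a bound on the fidelity. Averaging over local unitaries closes the gap.

\begin{lemma}\label{lem:twirl}
Let $\tilde\rho=\int d\nu(U)\,U\rho U^\dagger$, where $\nu$ is a probability measure on product unitaries $U=U^{(1)}\otimes\cdots\otimes U^{(N)}$. If $\tilde\rho$ is many-copy GMNL, so is $\rho$.
\end{lemma}

\begin{proof}
A behavior of $\tilde\rho^{\otimes k}$ is the average, over $U_1,\dots,U_k$ drawn independently from $\nu$, of the behaviors of $\bigotimes_{s}U_s\rho U_s^\dagger$ under the same POVMs. Each of these is a behavior of $\rho^{\otimes k}$ under POVMs conjugated by local unitaries. If all of them were hybrid, so would be their average, because the hybrid set is compact and convex (Lemma~\ref{lem:det}).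
\end{proof}

\begin{lemma}\label{lem:inv}
Let $G$ be a compact group of unitaries whose invariant vectors are the multiples of a unit vector $\psi$, and let $\tilde\tau=\int_GdU\,U\tau U^\dagger$ with the Haar measure. Then $\tilde\tau\ge\langle\psi|\tau|\psi\rangle\,[\psi]$ for every state $\tau$.
\end{lemma}

\begin{proof}
The operator $\tilde\tau$ commutes with $G$, so $\tilde\tau\psi$ is invariant, hence a multiple of $\psi$. The eigenvalue is $\langle\psi|\tilde\tau|\psi\rangle=\langle\psi|\tau|\psi\rangle$, and the rest of the spectral decomposition of $\tilde\tau$ is positive.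
\end{proof}

The maximally entangled vectors of $\mathbb C^d\otimes\mathbb C^d$ are the vectors $(W\otimes I)|\Phi_d\rangle$ with $W$ unitary, and the \emph{fully entangled fraction} of $\sigma$ is the maximum of $\langle\psi|\sigma|\psi\rangle$ over them. The \emph{isotropic states} are $F\Phi_d+(1-F)\frac{I-\Phi_d}{d^2-1}$, $0\le F\le1$; such a state is separable if and only if $F\le1/d$ \cite{Horodecki}.

\begin{theorem}\label{thm:class}
Let $N\ge3$ and let $\rho$ be a flagged network state \eqref{eq:network} with arbitrary states $\sigma_e$ on $\mathbb C^{d_e}\otimes\mathbb C^{d_e}$.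
\begin{enumerate}
\item[(1)] If the edges whose fully entangled fraction exceeds $1/d_e$ form a connected graph on all $N$ vertices, then $\rho$ is many-copy GMNL.
\item[(2)] If the edges with $\sigma_e$ entangled do not form a connected graph on all $N$ vertices, then $\rho$ is not many-copy GMNL.
\item[(3)] If all $\sigma_e$ are isotropic with parameters $F_e$, then $\rho$ is many-copy GMNL if and only if the entangled edges ($F_e>1/d_e$) connect all parties, that is, if and only if $\rho$ is not separable across any fixed bipartition.
\item[(4)] If all $\sigma_e$ are local for POVMs, then $\rho$ is fully local for POVMs.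
\end{enumerate}
\end{theorem}

\begin{proof}
(1) Let $E$ be the set of these edges and $F_e>1/d_e$ their fully entangled fractions, attained at $(W_e\otimes I)|\Phi_{d_e}\rangle$. Let party $i$ apply a flag-controlled unitary $\sum_{e\in E'}[e]\otimes U_{i,e}$, where $U_{i,e}=I$ unless $e=(i,j)\in E$ has $i$ as an endpoint; for such $e$ take $U_{i,e}=U_eW_e^\dagger$ and $U_{j,e}=\bar U_e$ on $\mathbb C^{d_e}$, extended by the identity, with independent Haar-random $U_e$. The average $\tilde\rho$ is the flagged network state in which, for $e\in E$, the state $\sigma_e$ is replaced by the $U\otimes\bar U$ average $\tilde\sigma_e$ of $(W_e^\dagger\otimes I)\sigma_e(W_e\otimes I)$, whose fidelity with $\Phi_{d_e}$ is $F_e$. The unitary $U\otimes\bar U$ acts on $\sum_{ij}A_{ij}|ij\rangle$ by $A\mapsto UAU^\dagger$, and only scalar matrices commute with all unitaries, so the invariant vectors are the multiples of $|\Phi_{d_e}\rangle$. Lemma~\ref{lem:inv} gives $\tilde\sigma_e\ge F_e\Phi_{d_e}$. Apply Proposition~\ref{prop:network} to $\tilde\rho$ and then Lemma~\ref{lem:twirl}.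

(2) Let $M$ be a connected component of the graph of entangled edges. Every $\sigma_e$ crossing $M|\bar M$ is separable, and a term of \eqref{eq:network} with a non-crossing edge is a product across the cut. So $\rho$ is separable across $M|\bar M$, and Lemma~\ref{lem:sepcut} applies.

(3) An entangled isotropic state has fully entangled fraction at least $F_e>1/d_e$, so (1) and (2) give the first equivalence. If the entangled edges do not connect all parties, $\rho$ is separable across a cut, as shown in (2). If they do, every cut is crossed by an edge with entangled $\sigma_e$; were $\rho$ separable across it, Lemma~\ref{lem:flags}(b) and a partial trace would make $\sigma_e$ separable.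

(4) This is Corollary~\ref{cor:netlocal}.
\end{proof}

\begin{corollary}\label{cor:window}
Let $E'$ be the edge set of a connected graph on $V$, $N\ge 3$, and let $\sigma_e=p\Phi_2+(1-p)\frac I4$ for all $e$. Then $\rho$ is many-copy GMNL if and only if $p>1/3$, and it is fully local for POVMs at least for all $p\le5/12$.
\end{corollary}

\begin{proof}
Here $F_e=(1+3p)/4$, which exceeds $\frac12$ exactly when $p>\frac13$; use Theorem~\ref{thm:class}(3). For $p\le\frac13$ the state $\sigma_e$ is separable, hence local. For $0\le p\le\frac5{12}$ it is a mixture of $\sigma$ and the product state $I/4$, hence local by Lemma~\ref{lem:barrett}. Use Theorem~\ref{thm:class}(4).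
\end{proof}

Every connected graph and every visibility $\frac13<p\le\frac5{12}$ thus gives a positive answer to the question of Section~\ref{sec:intro}.

\section{A GHZ-fidelity criterion}\label{sec:ghz}

The coset game also has a version in which a single test involves all parties. No group can then win part of the test by itself, and a linear inequality suffices. Let $|\mathrm{GHZ}_d\rangle=d^{-1/2}\sum_{i=0}^{d-1}|i\cdots i\rangle$.

\begin{theorem}\label{thm:ghz}
Let $N\ge2$ and let $\tau$ be a state on $(\mathbb C^d)^{\otimes N}$ with $F=\langle\mathrm{GHZ}_d|\tau|\mathrm{GHZ}_d\rangle>1/d$. Then $\tau$ is many-copy GMNL. The threshold $1/d$ cannot be lowered.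
\end{theorem}

\begin{proof}
\emph{Sharpness.} The state $\frac1d\sum_i[i\cdots i]$ has $F=1/d$ and is a mixture of product states, so it is not many-copy GMNL by Lemma~\ref{lem:sepcut}.

\emph{Twirl.} Let $G_0$ be the group of products $D_1\otimes\cdots\otimes D_N$ of diagonal unitaries with $\prod_jD_j=I$, let $\mathsf X$ be the cyclic shift of the basis of $\mathbb C^d$, and let $G$ be generated by $G_0$ and $\mathsf X^{\otimes N}$. Since $\mathsf X^{\otimes N}$ normalizes $G_0$ and has order $d$, the group $G$ is a finite union of cosets of $G_0$, hence compact, and it consists of product unitaries. If $i_j\ne i_{j'}$ for some $j,j'$, let $D_j=D_{j'}$ be $-1$ on $|i_j\rangle$ and $+1$ on the other basis vectors, and let the other factors be $I$. This element of $G_0$ is diagonal and multiplies $|i_1\cdots i_N\rangle$ by $-1$, so an invariant vector has no component on $|i_1\cdots i_N\rangle$. Invariant vectors thus lie in the span of the $|i\cdots i\rangle$, which $\mathsf X^{\otimes N}$ permutes cyclically and $G_0$ fixes; they are the multiples of $|\mathrm{GHZ}_d\rangle$. By Lemmas~\ref{lem:inv} and~\ref{lem:twirl} we may assume $\tau\ge F[\mathrm{GHZ}_d]$,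 and then $\tau^{\otimes k}\ge F^k[\mathrm{GHZ}_n]$ with $n=d^k$.

\emph{Game.} Let $m\ge8$, $\varepsilon=2/\ln m$, and let $k$ be minimal with $n=d^k\ge m$. Draw $u_1,\dots,u_{N-1}\in C$ uniformly and an $\varepsilon$-noise vector $z$, independently, and put $u_N=z+\sum_{j<N}u_j$. Party $j$ receives $u_j+H$ and answers $a_j\in C\cup\{\perp\}$. The parties win if $a_j\in u_j+H$ for all $j$ and $\sum_ja_j=z$. Given $z$, the tuple $(u_1,\dots,u_N)$ is uniform among the tuples with sum $z$, so any $N-1$ of the $u_j$ are uniform, mutually independent and independent of $z$.

\emph{Quantum value.} Party $j$ applies $\mathcal M_{u_j+H}$. For $a=\sum_ja_j$,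
\[
\big(\langle v_{a_1}|\otimes\cdots\otimes\langle v_{a_N}|\big)|\mathrm{GHZ}_n\rangle=n^{-1/2}m^{-N/2}\sum_{i}(-1)^{a_i}=n^{-1/2}m^{1-N/2}\Big(1-\frac{2|a|}m\Big),
\]
where $a_i$ under the sum denotes the $i$th coordinate of $a$. There are $m^{N-1}$ winning tuples: $a_j\in u_j+H$ is free for $j<N$, and $a_N=z+\sum_{j<N}a_j$ lies in $u_N+H$. Each has probability $\frac1nm^{2-N}(1-2|z|/m)^2$ on $\mathrm{GHZ}_n$. The total is $\frac mn(1-2|z|/m)^2$, the same quantity as in the proof of Lemma~\ref{lem:quantum}, so the winning probability $q$ on $\tau^{\otimes k}$ satisfies \eqref{eq:qlower}.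

\emph{Hybrid value.} Take a deterministic strategy for $M|\bar M$, choose $j_0\in M$ and $j_1\in\bar M$, and condition on $u_j$ for $j\ne j_0,j_1$. Then $X=\sum_{j\in M}u_j$ is uniform and independent of $z$, and $\sum_{j\in\bar M}u_j=X+z$. The only free input of $M$ is $u_{j_0}+H$, a fixed translate of $X+H$; so the answers of $M$ are a function of the coset $X+H$, and those of $\bar M$ are a function of $X+z+H$. Let $f(X)=1$ if on input $X+H$ all answers of $M$ lie in their cosets and sum to $X$, and define $g$ in the same way for $\bar M$; each takes the value $1$ at most once per coset. Valid answers of $M$ sum to $X+h$ for some $h\in H$, and the total is $z$ exactly when those of $\bar M$ sum to $X+z+h$. The indicator of winning is $\sum_{h\in H}f(X+h)g(X+z+h)$, and Lemma~\ref{lem:coset} with $c=1$ bounds its mean by $\beta$. By Lemma~\ref{lem:det} and linearity, every hybrid behavior wins with probability at most $\beta$.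

By \eqref{eq:beta} and \eqref{eq:mq}, $q>\beta$ for large $m$, so the behavior obtained from $\tau^{\otimes k}$ is GMNL.
\end{proof}

\begin{thebibliography}{9}

\bibitem{Barrett}
Barrett, Phys.\ Rev.\ A \textbf{65}, 042302 (2002).

\bibitem{BFFHB}
Bowles, Francfort, Fillettaz, Hirsch and Brunner, Phys.\ Rev.\ Lett.\ \textbf{116}, 130401 (2016).

\bibitem{Horodecki}
M.~Horodecki and P.~Horodecki, Phys.\ Rev.\ A \textbf{59}, 4206 (1999).

\bibitem{MCSB}
Markus Miethlinger, Riccardo Castellano, Pavel Sekatski, and Nicolas Brunner, ``Superactivation of genuine multipartite Bell nonlocality from two-party entanglement'', arXiv:2603.17783 (2026).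

\bibitem{ODonnell}
O'Donnell, \emph{Analysis of Boolean Functions}.

\end{thebibliography}
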